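# Fully local states whose copies are genuinely multipartite nonlocal

## 1. Two parties: a local state with nonlocal copies

Two parties share a state $\rho$ on $\mathbb C^{d}\otimes\mathbb C^{d}$. On input $x$ the first measures a POVM $\{A_{a|x}\}_a$, on input $y$ the second measures $\{B_{b|y}\}_b$, and the statistics $P(a,b|x,y)=\operatorname{Tr}[\rho\,(A_{a|x}\otimes B_{b|y})]$ are called a behaviour. The behaviour is local if
$$P(a,b|x,y)=\int d\lambda\,\mu(\lambda)\,P(a|x,\lambda)\,P(b|y,\lambda),$$
and Bell nonlocal otherwise. The state is local for all POVMs if such a formula exists for all local measurements. Throughout, Hilbert spaces are finite-dimensional and all input and output alphabets are finite.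

Can a state be local for all POVMs and yet give a nonlocal behaviour when each party measures its halves of $k$ copies jointly? For two parties the answer is yes and the proof is short. We do this case first, since every ingredient is reused for $N$ parties.

We write $[v]=|v\rangle\langle v|$, $|\Phi_d\rangle=d^{-1/2}\sum_i|ii\rangle$ and $\Phi_d=|\Phi_d\rangle\langle\Phi_d|$. Our running example is the two-qubit state
$$\sigma=\tfrac5{12}\Phi_2+\tfrac7{12}\tfrac{\mathbb 1}4=\tfrac9{16}\Phi_2+\tfrac7{48}(\mathbb 1-\Phi_2),\tag{1}$$
where $\frac5{12}+\frac7{48}=\frac{27}{48}=\frac9{16}$. It is entangled: a product vector satisfies $|\langle\alpha\beta|\Phi_d\rangle|^2=\frac1d|\langle\alpha|\bar\beta\rangle|^2\le\frac1d$, so a separable state has overlap at most $\frac12$ with $\Phi_2$, whereas $\sigma$ has $\frac9{16}$.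

### 1.1. A local model for $\sigma$

**Lemma 1** (Barrett, PRA 65, 042302 (2002))**.** $\sigma$ is local for all POVMs.

*Proof.* The spectral decomposition refines any POVM to rank-one elements, and the original outcome is recovered by coarse-graining. So let Alice's elements be $x_a[a]$ with unit vectors $|a\rangle$ and $\sum_ax_a[a]=\mathbb 1$; taking traces, $\sum_ax_a=2$. Let $|\bar a\rangle$ be the complex conjugate vector, so $\sum_ax_a[\bar a]=\mathbb 1$ as well. The hidden variable is a Haar-random pure qubit state $|\lambda\rangle$. Put $t_a=|\langle\bar a|\lambda\rangle|^2$, $R=\sum_{a}x_{a}t_{a}\mathbf 1[t_{a}\ge\frac12]$, and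
$$P(a|\lambda)=x_at_a\mathbf 1[t_a\ge\tfrac12]+\tfrac{x_a}2(1-R),\qquad P(b|\lambda)=\langle\lambda|B_b|\lambda\rangle .$$
We have $R\le\sum_ax_at_a=\langle\lambda|\mathbb 1|\lambda\rangle=1$, so $P(a|\lambda)\ge0$; and $\sum_aP(a|\lambda)=R+(1-R)=1$.

The joint statistics of the model are $\operatorname{Tr}[B_b\int d\lambda\,P(a|\lambda)[\lambda]]$, so we compute the operator. For a Haar-random qubit, $t_a$ is uniform on $[0,1]$. By rotational symmetry about $|\bar a\rangle$ the following integral is diagonal with respect to $\bar a$ and its orthogonal complement:
$$\int d\lambda\,t_a\mathbf 1[t_a\ge\tfrac12][\lambda]=\Big(\int_{1/2}^1t^2dt\Big)[\bar a]+\Big(\int_{1/2}^1t(1-t)dt\Big)(\mathbb 1-[\bar a])=\tfrac7{24}[\bar a]+\tfrac1{12}(\mathbb 1-[\bar a])=\tfrac5{24}[\bar a]+\tfrac1{12}\mathbb 1 .$$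
Multiplying by $x_a$ and summing, $\int d\lambda\,R[\lambda]=\frac5{24}\mathbb 1+\frac2{12}\mathbb 1=\frac38\mathbb 1$. With $\int d\lambda\,[\lambda]=\frac12\mathbb 1$ we get
$$\int d\lambda\,P(a|\lambda)[\lambda]=x_a\Big(\tfrac5{24}[\bar a]+\tfrac1{12}\mathbb 1+\tfrac12\big(\tfrac12-\tfrac38\big)\mathbb 1\Big)=x_a\Big(\tfrac5{24}[\bar a]+\tfrac7{48}\mathbb 1\Big).$$
On the quantum side, $\operatorname{Tr}_A[(x_a[a]\otimes\mathbb 1)\Phi_2]=\frac{x_a}2[\bar a]$ and $\operatorname{Tr}_A[(x_a[a]\otimes\mathbb 1)\frac{\mathbb 1}4]=\frac{x_a}4\mathbb 1$, so $\operatorname{Tr}_A[(x_a[a]\otimes\mathbb 1)\sigma]=x_a\big(\frac5{24}[\bar a]+\frac7{48}\mathbb 1\big)$. The two agree. $\square$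

### 1.2. Noise on the cube

On $\mathbb F_2^D$ with the uniform measure, $\|f\|_p=(\mathbb E|f|^p)^{1/p}$. For $0\le\varepsilon\le1$ an $\varepsilon$-noise vector $z$ has i.i.d. coordinates with $\Pr[z_i=1]=\frac{1-\varepsilon}2$, so $\mathbb E(-1)^{z_i}=\varepsilon$. The noise operator is $T_\varepsilon g(u)=\mathbb E_z\,g(u+z)$. Two facts are immediate. First, $T_\varepsilon$ is self-adjoint, because $(u,u+z)$ and $(u+z,u)$ have the same law for uniform $u$. Second, $T_\varepsilon T_{\varepsilon'}=T_{\varepsilon\varepsilon'}$, because the means $\mathbb E(-1)^{z_i}$ multiply when independent noises are added.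

**Lemma 2** (Bonami 1970, Beckner 1975; see O'Donnell, *Analysis of Boolean Functions*, Ch. 9–10)**.** For $0<\varepsilon<1$ we have $\|T_{\sqrt\varepsilon}f\|_2\le\|f\|_{1+\varepsilon}$, and hence
$$\mathbb E_u[f\,T_\varepsilon g]=\mathbb E[T_{\sqrt\varepsilon}f\;T_{\sqrt\varepsilon}g]\le\|f\|_{1+\varepsilon}\,\|g\|_{1+\varepsilon}.\tag{2}$$

*Proof.* Let $p=1+\varepsilon\in(1,2)$. Take $D=1$. Since $|T f|\le T|f|$ we may assume $f\ge0$, so $f=\alpha\pm\delta$ on the two points with $|\delta|\le\alpha$; by scaling and continuity $\alpha=1$, $|\delta|<1$. Then $T_{\sqrt\varepsilon}f=1\pm\sqrt\varepsilon\,\delta$ and, by Bernoulli's inequality with exponent $\frac p2\le1$,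
$$\|T_{\sqrt\varepsilon}f\|_2^p=(1+\varepsilon\delta^2)^{p/2}\le1+\tfrac p2\varepsilon\delta^2=1+\tfrac{p(p-1)}2\delta^2 .$$
On the other side $\|f\|_p^p=\frac12\big((1+\delta)^p+(1-\delta)^p\big)=\sum_k\binom p{2k}\delta^{2k}$. Every $\binom p{2k}$ is nonnegative, because $p(p-1)>0$ and the remaining $2k-2$ factors $p-2,p-3,\dots$ are all negative and even in number. So $\|f\|_p^p\ge1+\frac{p(p-1)}2\delta^2$, as needed. For general $D$ split off one coordinate $s$ from the others $r$, and let $T',T''$ act on $s$ and $r$. Using the case $D=1$, then Minkowski's inequality (valid as $p\le2$), then induction,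
$$\|T'T''f\|_2\le\big\|\,\|T''f\|_{L^p(s)}\big\|_{L^2(r)}\le\big\|\,\|T''f\|_{L^2(r)}\big\|_{L^p(s)}\le\|f\|_p .$$
Formula (2) follows from $T_\varepsilon=T_{\sqrt\varepsilon}T_{\sqrt\varepsilon}$, self-adjointness and Cauchy–Schwarz. $\square$

As an example take $D=1$ and $f=g=\mathbf 1_{\{0\}}$. Then $\mathbb E[fT_\varepsilon g]=\frac{1+\varepsilon}4$ and the bound is $2^{-2/(1+\varepsilon)}$; at $\varepsilon=\frac12$ this reads $0.375\le0.397$. We use (2) for sets: if $\mathcal A,\mathcal B$ have measure at most $\frac1m$, then $\Pr[u\in\mathcal A,\,u+z\in\mathcal B]\le m^{-2/(1+\varepsilon)}$. For $\varepsilon$ of order $1/\ln m$ this is within a constant factor of $m^{-2}$, the value for independent events.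

### 1.3. The coset game and its local value

Let $m=2^l\ge8$, index coordinates by $i\in\mathbb F_2^l$, and let $C=\mathbb F_2^m$. The Hadamard code is the subgroup $H=\{(h\cdot i)_i:h\in\mathbb F_2^l\}\subset C$, with $|H|=m$; its nonzero elements have weight $\frac m2$. For a picture with $l=2$, $m=4$: in the order $00,01,10,11$, $H=\{0000,0101,0011,0110\}$.

The referee draws $u\in C$ uniform and an $\varepsilon$-noise vector $z\in C$. One party receives the coset $u+H$, the other the coset $u+z+H$. They answer $a,b\in C\cup\{\perp\}$ and win if
$$a\in u+H,\qquad b\in u+z+H,\qquad a+b=z .$$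
Together the inputs reveal only the coset $z+H$, while the answers must hit $z$ itself. If both answer validly and the second picks its element uniformly at random in its coset, they win with probability exactly $\frac1m$. Local strategies do not do much better. Put
$$\beta=m^{1-\frac2{1+\varepsilon}}=m^{-\frac{1-\varepsilon}{1+\varepsilon}} .\tag{3}$$

**Lemma 3.** A local behaviour wins the coset game with probability at most $\beta$.

*Proof.* A conditional distribution on finite alphabets is a mixture of functions,
$$p(a|x)=\sum_\alpha\Big[\prod_{x'}p(\alpha(x')|x')\Big]\mathbf 1[\alpha(x)=a],\tag{4}$$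
and the winning probability is linear in the behaviour. So we may take deterministic answers $A(u+H)$, $B(u+z+H)$. Let $\mathcal A=\{X\in C:A(X+H)=X\}$ and define $\mathcal B$ in the same way from $B$. Each set contains at most one point per coset of $H$, so its measure is at most $\frac1m$. The parties win iff for some $h\in H$ they answer $u+h$ and $u+z+h$, that is, iff $u+h\in\mathcal A$ and $u+z+h\in\mathcal B$; this $h$ is unique. Since $u+h$ is uniform and independent of $z$ for each $h$,
$$\Pr[\text{win}]=\sum_{h\in H}\Pr[u+h\in\mathcal A,\;u+z+h\in\mathcal B]=m\,\mathbb E[\mathbf 1_{\mathcal A}T_\varepsilon\mathbf 1_{\mathcal B}]\le m\cdot m^{-\frac2{1+\varepsilon}}=\beta .\qquad\square$$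

### 1.4. The quantum value

For $a\in C$ put $v_a=m^{-1/2}\sum_i(-1)^{a_i}|i\rangle\in\mathbb C^m$. Inside one coset these vectors are orthonormal: $\langle v_a|v_{a+h}\rangle=\frac1m\sum_i(-1)^{h\cdot i}=\delta_{h,0}$. So every coset $x$ labels an orthonormal basis $\{v_a\}_{a\in x}$ of $\mathbb C^m$, and a party with input $x$ measures in that basis. In the picture with $m=4$, $x=H$ gives the columns of the Hadamard matrix, and $x=1000+H$ the same columns with the first coordinate negated.

**Lemma 4.** Let $\sigma_e$ be a state on $\mathbb C^d\otimes\mathbb C^d$, $d\ge2$, with $\sigma_e\ge F\Phi_d$ and $F>\frac1d$. Let $k$ be minimal with $n:=d^k\ge m$. Measurements on $\sigma_e^{\otimes k}$ win the coset game with a probability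
$$q\ \ge\ F^k\tfrac mn\varepsilon^2\ \ge\ \tfrac Fd\,\varepsilon^2\,m^{-\gamma},\qquad\gamma=\frac{\ln(1/F)}{\ln d}<1 .\tag{5}$$

*Proof.* Identify $\mathbb C^m$ with the span of the first $m$ product-basis vectors of $\mathbb C^n=(\mathbb C^d)^{\otimes k}$, with projector $Q$. On input $x$ each party measures $\{[v_a]\}_{a\in x}\cup\{\mathbb 1-Q\}$ and reports $\perp$ on the last outcome. Tensoring operator inequalities between positive operators, $\sigma_e^{\otimes k}\ge F^k\Phi_d^{\otimes k}=F^k\Phi_n$. On $\Phi_n$ the pair $(a,b)$ has probability
$$\frac1n\Big(\sum_iv_a(i)v_b(i)\Big)^2=\frac1n\Big(1-\frac{2|a+b|}m\Big)^2 ,$$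
where $|\cdot|$ is Hamming weight. Given $u,z$, exactly $m$ pairs win: $a\in u+H$ is free and $b=a+z$, which lies in $u+z+H$. So $\Phi_n$ wins with probability $\frac mn\mathbb E_z(1-\frac{2|z|}m)^2\ge\frac mn\varepsilon^2$, by Jensen and $\mathbb E_z[1-\frac{2|z|}m]=\varepsilon$. This gives the first bound. By minimality $d^{k-1}<m$, so $n<dm$ and $k<\frac{\ln m}{\ln d}+1$. Hence $\frac mn\ge\frac1d$ and $F^k\ge F\cdot F^{\ln m/\ln d}=F\,m^{-\gamma}$. Finally $F>\frac1d$ means $\gamma<1$. $\square$

Now fix the noise once and for all:
$$\varepsilon=\frac2{\ln m}<1,\qquad m^\varepsilon=e^2 .$$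
From $(1-2\varepsilon)(1+\varepsilon)\le1-\varepsilon$ we get $\frac{1-\varepsilon}{1+\varepsilon}\ge1-2\varepsilon$, so
$$\beta\le m^{-1+2\varepsilon}=\frac{e^4}m,\qquad\text{while}\qquad m\,q\ge\frac{4F}d\,\frac{m^{1-\gamma}}{(\ln m)^2}\longrightarrow\infty .\tag{6}$$
So $q>\beta$ for large $m$, and $\sigma_e^{\otimes k}$ is Bell nonlocal. For $\sigma$ we have $F=\frac9{16}>\frac12$: a state that is local for all POVMs has copies that are Bell nonlocal. The two-party case is done.

## 2. $N$ parties: bipartite-local models and the states $\rho_N$

Now let $N\ge3$ parties $\mathcal A_1,\dots,\mathcal A_N$ share $\rho$ on $\mathcal H_1\otimes\cdots\otimes\mathcal H_N$ and produce $P(\boldsymbol a|\boldsymbol x)=\operatorname{Tr}[\rho\bigotimes_iM^{(i)}_{a_i|x_i}]$.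

**Definition 1 (fully local).** $\rho$ is fully local for all POVMs if for all local measurements $P(\boldsymbol a|\boldsymbol x)=\int d\lambda\,\mu(\lambda)\prod_{i=1}^NP(a_i|x_i,\lambda)$.

**Definition 2 (GMNL).** A behaviour is genuinely multipartite nonlocal (GMNL) if it is not a convex combination, over bipartitions $M|\bar M$, of behaviours
$$\int d\lambda\,\mu_M(\lambda)\,P_M(\boldsymbol a_M|\boldsymbol x_M,\lambda)\,P_{\bar M}(\boldsymbol a_{\bar M}|\boldsymbol x_{\bar M},\lambda).$$
Here $P_M,P_{\bar M}$ are arbitrary conditional distributions; signalling inside a group is allowed (the sense of Svetlichny).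

This choice makes GMNL hardest to obtain, so what we prove also holds for more restrictive notions of bilocality. For example, $P_{12}(a_1,a_2|x_1,x_2)P_3(a_3|x_3)$ with $P_{12}$ Bell nonlocal is not fully local, but it is local across $\{1,2\}|\{3\}$, so it is not GMNL. Even $P_{12}$ with $a_1=x_2$ is allowed.

**Definition 3 (many-copy GMNL).** $\rho$ is many-copy GMNL if for some $k$ the state $\rho^{\otimes k}$ yields a GMNL behaviour, each party measuring its $k$ subsystems jointly. For $N=2$ this means Bell nonlocal.

Applying (4) to $P_M$ and $P_{\bar M}$ for each $\lambda$ and integrating the weights, every non-GMNL behaviour is a finite mixture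
$$P=\sum_rp_rP_r,\qquad P_r\ \text{a product of deterministic maps}\ x_{M_r}\mapsto a_{M_r},\quad x_{\bar M_r}\mapsto a_{\bar M_r}.\tag{7}$$
So the non-GMNL set is the convex hull of finitely many points. In particular it is compact and convex.

Miethlinger, Castellano, Sekatski and Brunner (arXiv:2603.17783 (2026)) show that GMNL can be superactivated with many copies of $N$-partite states that feature only two-party entanglement. Those states admit an $(N-1)$-local model, in which two parties are joined and the other $N-2$ are all separated. The weakest possible resource would be an entangled state that admits a fully local model. Are there $N\ge3$ and a state that is entangled, fully local for all POVMs, and many-copy GMNL?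

**Theorem 1.** Let $N\ge3$, let $\sigma$ be as in (1), and let each party hold a flag $\mathbb C^{N-1}$ and a qubit. Define
$$\rho_N=\frac1{N-1}\sum_{j=2}^N[j]^{\otimes N}_{\rm flags}\otimes\sigma_{\mathcal A_1\mathcal A_j}\otimes\bigotimes_{i\ne1,j}[0]_{\mathcal A_i}.$$
Then $\rho_N$ is entangled, admits a fully local model for all local POVMs, and is many-copy GMNL.

For $N=3$ this is $\rho_3=\frac12\big([2]^{\otimes3}\otimes\sigma_{12}\otimes[0]_3+[3]^{\otimes3}\otimes\sigma_{13}\otimes[0]_2\big)$: a fair coin, visible to all, decides who shares $\sigma$ with party 1. Each term is a product across some cut. In one copy only one pair is entangled; in many copies party 1 shares copies of $\sigma$ with everybody, and everybody knows which copies are which.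

**Lemma 5.** $\rho_N$ is entangled and fully local for all POVMs.

*Proof.* If $\rho_N$ were fully separable, projecting every flag onto $[j]$ would leave a separable state, but it leaves $\sigma$ on $\mathcal A_1\mathcal A_j$ (and $[0]$ elsewhere), which is entangled by Section 1. For locality let the hidden variable be $(j,\lambda)$ with $j\in\{2,\dots,N\}$ uniform and $\lambda$ as in Lemma 1. A POVM $\{M_a\}$ on flag$\,\otimes\,$qubit induces the qubit POVM $\{\langle j|M_a|j\rangle\}_a$. Parties $1$ and $j$ use the model of Lemma 1 for their induced POVMs; every other party outputs $a$ with probability $\langle j,0|M_a|j,0\rangle$. Given $j$ this reproduces the statistics of $[j]^{\otimes N}\otimes\sigma_{1j}\otimes[0]$, and averaging over $j$ gives those of $\rho_N$. $\square$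

The remaining claim, many-copy GMNL, follows from a statement on graphs.

**Proposition 1.** Let $(V,E)$ be a connected graph on $V=\{1,\dots,N\}$, $N\ge2$, and let $E'\supseteq E$ be a finite set of edges on $V$. Let
$$\rho=\sum_{e\in E'}\pi_e\,[e]^{\otimes N}_{\rm flags}\otimes\sigma_e\otimes[0]_{\rm rest},\qquad\pi_e>0,\quad\sum_e\pi_e=1,$$
where $\sigma_e$ is a state of the endpoints of $e$ on $\mathbb C^{d_e}\otimes\mathbb C^{d_e}$, $d_e\ge2$. If for each $e\in E$ we have $\sigma_e\ge F_e\Phi_{d_e}$ with $F_e>1/d_e$, then $\rho$ is many-copy GMNL.

For $\rho_N$ take $E=E'$ the star with center $1$ and $F_e=\frac9{16}$, using (1). So Theorem 1 follows from Lemma 5 and Proposition 1. A single edge with $N=2$ is the case just proved in Section 1.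

What changes when $N\ge3$? The opponent is no longer a pair of separated parties. It is a mixture of strategies, each of which cuts the graph along some bipartition and lets each side coordinate perfectly, so that edges inside a side are no challenge to it.

## 3. Why the joint winning probability alone is not enough

The first thing to try is to play one coset game on each edge, independently, and to compare the probability $w_E$ of winning all edges with the largest value that a non-GMNL behaviour can reach. Let us test this for $N=3$, the star with edges $12$ and $13$, and $\sigma$ on both edges, with $\varepsilon=2/\ln m$ as in Section 1.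

Consider the bipartition $\{1,2\}|\{3\}$. Parties 1 and 2 together see $u+H$ and $u+z+H$ for edge $12$, so they know the coset $z+H$. They guess that $z$ is its element of least weight $\hat z$, answer some $a_1\in u+H$, and $a_2=a_1+\hat z$. For $0\ne h\in H$,
$$|z+h|-|z|=\sum_{i:\,h_i=1}(1-2z_i)$$
is a sum of $\frac m2$ independent signs of mean $\varepsilon$. By Hoeffding's inequality it is $\le0$ with probability at most $e^{-m\varepsilon^2/4}$. By a union bound $\hat z=z$ except with probability at most $m\,e^{-m\varepsilon^2/4}=m\,e^{-m/(\ln m)^2}\to0$. On edge $13$ party 1 answers some valid element and party 3 a random one, and they win with probability $\frac1m$, independently of edge $12$. So this non-GMNL behaviour has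
$$w_E\ge\frac{1-o(1)}m .$$

Now the quantum side. Here $d=2$, $k=l$, $n=m$; let $\omega=\sigma^{\otimes l}$. For fixed $z$, averaging over $u$ turns the sum over $a\in u+H$ into $m$ times an average over uniform $a\in C$. So the winning probability given $z$ is
$$\frac m{m^2}\sum_{i,j,i',j'}\mathbb E_a(-1)^{a_i+a_j+a_{i'}+a_{j'}}\,(-1)^{z_j+z_{j'}}\langle ij|\omega|i'j'\rangle ,$$
and the expectation is $1$ if the four indices pair up and $0$ otherwise. The pairing $i=i'$, $j=j'$ contributes $\operatorname{Tr}\omega=1$. The pairing $i=j'$, $j=i'$ with $i\ne j$ contributes $0$, since $\langle ij|\omega|ji\rangle$ has a factor $\langle01|\sigma|10\rangle=0$ or $\langle10|\sigma|01\rangle=0$. The pairing $i=j$, $i'=j'$ with $i\ne i'$ contributes at most $\sum_{i,i'}\langle ii|\omega|i'i'\rangle=m\langle\Phi_m|\omega|\Phi_m\rangle=m(\frac9{16})^l$, because all these entries are nonnegative. Therefore $q\le\frac1m+(\frac9{16})^l\le2(\frac9{16})^l$, and the quantum strategy reaches at most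
$$w_E\le q^2\le4\big(\tfrac{81}{256}\big)^l,\qquad\text{which is}\ \ll\ \frac1m=2^{-l} .$$
The bipartite-local strategy wins more often than the quantum one. So for large $m$ no inequality of the form $w_E\le B$ valid for all non-GMNL behaviours is violated by these measurements. The attempt breaks at one point: the group $\{1,2\}$ pays the price $\frac1m$ only on the crossing edge, whereas the quantum strategy pays $q$ on every edge.

The cheating strategy gives itself away, however. It wins the internal edge almost always, whereas the quantum behaviour wins it with probability at most $q$. So we should bound $w_E$ not by a constant but by $\beta$ times the behaviour's own success probability on the internal edges. The next section makes this an inequality. It is nonlinear in $P$, but it survives mixing over bipartitions because $t\mapsto t^{1/(1+\varepsilon)}$ is concave.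

## 4. A nonlinear inequality for non-GMNL behaviours

Let $(V,E)$ be a connected graph on $N\ge2$ vertices and $0<\varepsilon<1$. Party $i$ receives a coset $x_{i,e}\in C/H$ and answers $a_{i,e}\in C\cup\{\perp\}$ for each edge $e\ni i$ of $E$.

**Definition 4.** For $S\subseteq E$ the question distribution $D_S$ is independent over edges $e=(i,j)$. For $e\in S$ draw $u_e\in C$ uniform and $z_e$ an $\varepsilon$-noise vector, and set $x_{i,e}=u_e+H$, $x_{j,e}=u_e+z_e+H$. For $e\notin S$ let $x_{i,e},x_{j,e}$ be independent and uniform. The edge $e\in S$ is won if $a_{i,e}\in x_{i,e}$, $a_{j,e}\in x_{j,e}$ and $a_{i,e}+a_{j,e}=z_e$. Let $w_S(P)$ be the probability, with questions from $D_S$, that all edges of $S$ are won; $w_\emptyset=1$.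

The law and the winning condition on $e\in S$ are symmetric in $i,j$ (replace $u_e$ by $u_e+z_e$), so edges may be oriented at will. For fixed $S$, $w_S(P)$ is linear in $P$. For a nontrivial bipartition $M|\bar M$ let $S_M$ be the set of non-crossing edges and $c_M=|E\setminus S_M|$ the number of crossing edges; $c_M\ge1$ because the graph is connected. In the example of Section 3 with $M=\{1,2\}$ we have $S_M=\{12\}$, $c_M=1$, and $w_{S_M}$ is the probability of winning edge $12$ while edge $13$ carries two unrelated uniform cosets.

**Lemma 6.** If $P$ is a product across $M|\bar M$ of deterministic maps, then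
$$w_E(P)\le\beta^{c_M}\,w_{S_M}(P)^{\frac1{1+\varepsilon}} .\tag{8}$$

*Proof.* Write $S=S_M$, $c=c_M$, and orient crossing edges from $M$ to $\bar M$.

**Step 1: reduce to two sets in a cube.** The purpose is to express winning in terms of the crossing data alone. Fix $(u_e,z_e)_{e\in S}$; this fixes all inputs on internal edges. For $X=(X_e)_{e\notin S}\in C^c=\mathbb F_2^{mc}$ let $f(X)=1$ if, when the crossing inputs of $M$ are the cosets $X_e+H$, group $M$ answers exactly $X_e$ on every crossing edge and wins all edges inside $M$; otherwise $f(X)=0$. Define $g(Y)$ in the same way for $\bar M$.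

**Step 2: compute the winning probability.** The purpose is to reach the form $\mathbb E[fT_\varepsilon g]$. Let $X=(u_e)$ and $Z=(z_e)$ be the crossing data. All edges are won iff there is $h\in H^c$ such that on the crossing edges $M$ answers $X+h$ and $\bar M$ answers $X+Z+h$, and all internal edges are won. Indeed validity of $M$'s answers gives $h$, the condition $a_{i,e}+a_{j,e}=z_e$ then forces the answers of $\bar M$, and these are automatically valid. This $h$ is unique. Adding $h$ to $X$ or to $X+Z$ does not change cosets, so it does not change inputs, and the winning event has indicator $\sum_{h\in H^c}f(X+h)\,g(X+Z+h)$. Since $X+h$ is uniform and $|H^c|=m^c$, the conditional winning probability is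
$$m^c\,\mathbb E_X[f\,T_\varepsilon g]\le m^c\,(\mathbb Ef)^{\frac1{1+\varepsilon}}(\mathbb Eg)^{\frac1{1+\varepsilon}},$$
by (2) on $\mathbb F_2^{mc}$, because $\|f\|_{1+\varepsilon}=(\mathbb Ef)^{1/(1+\varepsilon)}$ for a $\{0,1\}$-valued $f$.

**Step 3: bound the two measures by internal success.** This is where the group is charged for winning its internal edges. On one coset of $H^c$ the inputs of $M$ are constant, so its answers are constant and $f$ equals $1$ at most once there, and only if the edges inside $M$ are won on that input. Hence $\mathbb Ef\le m^{-c}s_M$, where $s_M$ is the probability, for uniform crossing inputs of $M$, that all edges inside $M$ are won. Likewise $\mathbb Eg\le m^{-c}s_{\bar M}$. The conditional winning probability is at most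
$$m^{c-\frac{2c}{1+\varepsilon}}(s_Ms_{\bar M})^{\frac1{1+\varepsilon}}=\beta^c(s_Ms_{\bar M})^{\frac1{1+\varepsilon}} .$$

**Step 4: identify $s_Ms_{\bar M}$ and average.** The purpose is to recognize a quantity that depends on $P$ only through $D_S$. Under $D_S$ the crossing inputs of $M$ and of $\bar M$ are independent and uniform. So $s_Ms_{\bar M}$ is exactly the conditional probability under $D_S$, given $(u_e,z_e)_{e\in S}$, that all edges of $S$ are won. Averaging over $(u_e,z_e)_{e\in S}$, whose law is the same under $D_E$ and $D_S$, and using concavity of $t\mapsto t^{1/(1+\varepsilon)}$, we get (8). $\square$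

**Lemma 7.** Every non-GMNL behaviour satisfies
$$w_E(P)\le\sum_{M|\bar M}\beta^{c_M}\,w_{S_M}(P)^{\frac1{1+\varepsilon}} .\tag{9}$$

*Proof.* Let $\theta=\frac1{1+\varepsilon}$ and decompose $P=\sum_rp_rP_r$ as in (7). By linearity of $w_E$ and Lemma 6, $w_E(P)\le\sum_M\beta^{c_M}\sum_{r:M_r=M}p_r\,w_{S_M}(P_r)^\theta$. Fix $M$. The weights $p_r$ with $M_r=M$ sum to at most $1$; give the missing weight to the value $0$, and concavity yields
$$\sum_{r:M_r=M}p_r\,w_{S_M}(P_r)^\theta\le\Big(\sum_{r:M_r=M}p_r\,w_{S_M}(P_r)\Big)^\theta\le w_{S_M}(P)^\theta .$$
The last step drops the nonnegative terms with $M_r\ne M$ from $w_{S_M}(P)=\sum_rp_rw_{S_M}(P_r)$. $\square$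

## 5. Violation by copies of the flagged state

*Proof of Proposition 1.*

**Step 1: the measurements.** The purpose is to turn $\rho^{\otimes K}$ into independent games on the edges. For $e\in E$ let $k_e$ be minimal with $n_e=d_e^{k_e}\ge m$, as in Lemma 4. All parties read their $K$ flags, which are identical for all parties. If some $e\in E$ appears fewer than $k_e$ times, every party outputs $\perp$ on every edge. Otherwise the flags are called good. This has probability $\pi_K$, and $\pi_K\to1$ as $K\to\infty$ because every $\pi_e>0$ and $E$ is finite. With good flags, for each $e\in E$ the endpoints take the first $k_e$ copies flagged $e$, which are in the state $\sigma_e^{\otimes k_e}$, and measure as in Lemma 4 for their input cosets. Copies with flags in $E'\setminus E$, and surplus copies, are ignored.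

**Step 2: the winning probabilities.** The purpose is to evaluate both sides of (9). Given good flags, different edges carry a product state and are measured separately, and the questions are independent over edges. Let $q_e$ be the probability that $e$ is won, given good flags, when its questions are drawn as for $e\in S$. With bad flags no edge is won. Hence, for all $S$,
$$w_E(P)=\pi_K\prod_{e\in E}q_e,\qquad w_S(P)\le\prod_{e\in S}q_e .\tag{10}$$
The $q_e$ depend on $m$ but not on $K$.

**Step 3: remove the exponent $\frac1{1+\varepsilon}$.** The right side of (9) contains powers $q_e^{1/(1+\varepsilon)}$, which are larger than $q_e$; we show the loss is a constant factor. Take $\varepsilon=2/\ln m$. By Lemma 4 and (6), applied to each of the finitely many edges, $m\,q_e\to\infty$, so for large $m$ we have $q_e\ge\frac1m$ for all $e\in E$, and $\beta/q_e\le e^4/(mq_e)\to0$. Since $\frac1{1+\varepsilon}\ge1-\varepsilon$ and $q_e\le1$,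
$$q_e^{\frac1{1+\varepsilon}}\le q_e\,q_e^{-\varepsilon}\le q_e\,m^\varepsilon=e^2q_e .$$

**Step 4: compare.** The purpose is to see that each bipartition's term is negligible. By (10) and Step 3 the right side of (9) is at most
$$\sum_{M|\bar M}\beta^{c_M}\prod_{e\in S_M}e^2q_e=\Big(\prod_{e\in E}q_e\Big)\sum_{M|\bar M}e^{2|S_M|}\prod_{e\in E\setminus S_M}\frac\beta{q_e} .$$
Each inner product runs over at least one crossing edge, and the number of bipartitions and the sizes $|S_M|$ do not depend on $m$. So the sum tends to $0$ as $m\to\infty$. Fix $m$ such that it is less than $\frac12$, and then $K$ such that $\pi_K\ge\frac12$. Then $w_E(P)\ge\frac12\prod_eq_e$ strictly exceeds the right side of (9), since $\prod_eq_e>0$. By Lemma 7, $P$ is GMNL. $\square$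

With Lemma 5 this proves Theorem 1. Back in the example of Section 3, the term for $\{1,2\}|\{3\}$ is at most $e^2\beta q$, which is $\ll q^2$ because $\beta\ll q$; the constant threshold would have demanded $q^2$ at least of order $\frac1m$.

## 6. Twirling and the classification of flagged networks

Proposition 1 asks for the operator inequality $\sigma_e\ge F_e\Phi_{d_e}$, which is stronger than an overlap. For instance a pure state $[\psi]$ with $\psi$ not proportional to $\Phi_d$ dominates no positive multiple of $\Phi_d$, however large $|\langle\psi|\Phi_d\rangle|$ is. Averaging over local unitaries removes this gap.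

**Lemma 8.** Let $\tilde\rho=\int d\nu(U)\,U\rho U^\dagger$ with $\nu$ a probability measure and all $U$ local (product) unitaries. If $\tilde\rho$ is many-copy GMNL, so is $\rho$.

*Proof.* By multilinearity a behaviour of $\tilde\rho^{\otimes k}$ is the average of behaviours of $\bigotimes_{s=1}^kU_s\rho U_s^\dagger$, with $U_1,\dots,U_k$ independent. Each of these is obtained from $\rho^{\otimes k}$ by rotating the local joint measurements. If all of them were non-GMNL, so would be their average, since the non-GMNL set is compact and convex. $\square$

The fully entangled fraction of a state on $\mathbb C^d\otimes\mathbb C^d$ is its largest overlap with a maximally entangled vector $(V\otimes W)|\Phi_d\rangle$. The singlet, for example, has overlap $0$ with $\Phi_2$ but fully entangled fraction $1$.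

**Theorem 2.** Let $\rho=\sum_{e\in E'}\pi_e[e]^{\otimes N}\otimes\sigma_e\otimes[0]_{\rm rest}$, $\pi_e>0$, with arbitrary states $\sigma_e$ on $\mathbb C^{d_e}\otimes\mathbb C^{d_e}$, $N\ge3$.

1. If the edges whose fully entangled fraction exceeds $1/d_e$ form a connected graph on all $N$ vertices, then $\rho$ is many-copy GMNL.
2. If the edges with $\sigma_e$ entangled do not form a connected graph on all $N$ vertices, then $\rho$ is not many-copy GMNL.
3. If all $\sigma_e$ are isotropic, $\sigma_e=F_e\Phi_{d_e}+(1-F_e)\frac{\mathbb 1-\Phi_{d_e}}{d_e^2-1}$, then $\rho$ is many-copy GMNL if and only if the entangled edges ($F_e>1/d_e$) connect all parties, i.e. if and only if $\rho$ is not separable across any fixed bipartition.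
4. If all $\sigma_e$ are local for POVMs, then $\rho$ is fully local for POVMs.

*Proof.* **Part 1.** We bring each good edge into the form required by Proposition 1. Let $E$ be the set of edges with fully entangled fraction $F_e>1/d_e$. First apply a local unitary $\sum_e[e]\otimes W_{i,e}$ at each party $i$, where the $W_{i,e}$ at the endpoints of $e\in E$ rotate the optimal maximally entangled vector to $\Phi_{d_e}$ and all other $W_{i,e}$ are $\mathbb 1$. Next, conditioned on the flag $e\in E$, let the endpoints apply $U_e\otimes\bar U_e$ with independent Haar-random $U_e$. Since $\rho$ is block diagonal in the flags, each $\sigma_e$ is twirled separately. The vectors invariant under all $U\otimes\bar U$ correspond to matrices commuting with all unitaries, which are scalar by Schur's lemma; so they are the multiples of $\Phi_d$. The projector onto this invariant space is $\int U\otimes\bar U\,dU$, and the twirled state commutes with it. So the twirled state is block diagonal with respect to $\Phi_{d_e}$ and its complement, its overlap with $\Phi_{d_e}$ is still $F_e$, and it is $\ge F_e\Phi_{d_e}$. (It is in fact isotropic.) Proposition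 1 applies to the averaged state, and Lemma 8 transfers the conclusion to $\rho$.

**Part 2.** We exhibit a cut across which nothing is entangled. If the entangled edges do not connect all vertices, there is a cut $M|\bar M$ such that every $\sigma_e$ crossing it is separable. A term whose edge does not cross is a product across the cut. So $\rho$, and hence every $\rho^{\otimes k}$, is separable across $M|\bar M$, of the form $\sum_\lambda p_\lambda\,\alpha_\lambda\otimes\beta_\lambda$. All resulting behaviours are $\sum_\lambda p_\lambda P_M(\cdot|\cdot,\lambda)P_{\bar M}(\cdot|\cdot,\lambda)$, local across that cut.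

**Part 3.** We match the two criteria. An isotropic state is separable if and only if $F_e\le1/d_e$ (M. and P. Horodecki, PRA 59, 4206 (1999)). In one direction, a separable state has overlap at most $1/d$ with $\Phi_d$. In the other, a $U\otimes\bar U$-twirled state is isotropic, because $\mathbb 1$ and $\Phi_d$ span the commutant of the $U\otimes\bar U$. Twirling $[0]\otimes[0]$ gives the isotropic state with $F=1/d$, twirling $[0]\otimes[1]$ the one with $F=0$, and their mixtures are separable and cover $0\le F\le1/d$. So if the entangled edges connect all parties, Part 1 applies, because their overlaps with $\Phi_{d_e}$ are $F_e>1/d_e$; if not, Part 2 applies. This is the first equivalence. For the second: if the entangled edges do not connect all parties, $\rho$ is separable across a cut, as in Part 2. If they do, every cut is crossed by an entangled $\sigma_e$, which is recovered by local flag projections, so $\rho$ is entangled across every cut.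

**Part 4.** We copy the argument of Lemma 5. The hidden variable is $(e,\lambda_e)$ with $e$ of law $\pi$ and $\lambda_e$ from the model of $\sigma_e$. The endpoints use that model for their induced POVMs $\{\langle e|M_a|e\rangle\}$, and every other party outputs $a$ with probability $\langle e,0|M_a|e,0\rangle$. $\square$

Take $d=2$ and isotropic edges $\sigma_e=p\Phi_2+(1-p)\mathbb 1/4$ with a common visibility $p$ on a connected graph. Then $F_e=\frac{1+3p}4$, and $F_e>\frac12$ means $p>\frac13$. So $\rho$ is many-copy GMNL if and only if $p>\frac13$. It is fully local for POVMs at least for all $p\le\frac5{12}$. For $p=\frac5{12}$ this is Lemma 1 with Part 4. For $0\le p<\frac5{12}$ write $\sigma_e=\frac{12p}5\sigma+(1-\frac{12p}5)\frac{\mathbb 1}4$, a mixture of local states. For $p<0$, where $F_e<\frac14$, $\sigma_e$ is separable, hence local.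

## 7. A criterion from the overlap with GHZ

The same game has a version with one coset per party. Let $|{\rm GHZ}_d\rangle=d^{-1/2}\sum_i|i\cdots i\rangle$ on $(\mathbb C^d)^{\otimes N}$; for $d=2$, $N=3$ it is $(|000\rangle+|111\rangle)/\sqrt2$, and for $N=2$ it is $\Phi_d$.

**Theorem 3.** Let $N\ge2$ and let $\tau$ be a state on $(\mathbb C^d)^{\otimes N}$ with $F=\langle{\rm GHZ}_d|\tau|{\rm GHZ}_d\rangle>1/d$. Then $\tau$ is many-copy GMNL. The threshold $1/d$ cannot be lowered.

*Proof.* **Step 1: sharpness.** We show that overlap equal to $1/d$ proves nothing. The state $\frac1d\sum_i[i\cdots i]$ is fully separable, so its copies give only fully local behaviours, and its overlap with ${\rm GHZ}_d$ is $\frac1d\sum_i\frac1d=\frac1d$.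

**Step 2: twirl.** The purpose is to replace the overlap by an operator inequality. Consider the compact group generated by the products $D_1\otimes\cdots\otimes D_N$ of diagonal unitaries with $\prod_jD_j=\mathbb 1$ and by $X^{\otimes N}$, where $X$ is the cyclic shift. All these are local and fix ${\rm GHZ}_d$. A basis vector $|i_1\cdots i_N\rangle$ with $i_j\ne i_{j'}$ for some $j,j'$ is multiplied by $-1$ when $D_j$ has entry $-1$ at $i_j$ and $1$ elsewhere, $D_{j'}=D_j^{-1}$, and all other factors are $\mathbb 1$. So the vectors invariant under the diagonal part lie in the span of the $|i\cdots i\rangle$, and within it only multiples of ${\rm GHZ}_d$ are $X^{\otimes N}$-invariant. The twirled state commutes with the group, hence with the projector $[{\rm GHZ}_d]$ onto the invariant vectors. So it is block diagonal and $\ge F[{\rm GHZ}_d]$. By Lemma 8 we may assume $\tau\ge F[{\rm GHZ}_d]$. Then $\tau^{\otimes k}\ge F^k[{\rm GHZ}_n]$ with $n=d^k$.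

**Step 3: the game.** We set up a game in which only the sum of all answers matters. Let $m,\varepsilon,H,v_a$ be as in Section 1, and $k$ minimal with $n=d^k\ge m$. Draw $u_1,\dots,u_{N-1}\in C$ uniform and $z$ an $\varepsilon$-noise vector, and set $u_N=z+\sum_{j<N}u_j$. Party $j$ gets $u_j+H$ and answers $a_j\in C\cup\{\perp\}$. The parties win iff $a_j\in u_j+H$ for all $j$ and $\sum_ja_j=z$. Given $z$, the tuple $(u_j)$ is uniform subject to $\sum_ju_j=z$, so no party is special.

**Step 4: quantum value.** We bound the value from below. Each party measures $\{[v_a]\}_{a\in u_j+H}\cup\{\mathbb 1-Q\}$, with $\perp$ for the last outcome. On ${\rm GHZ}_n$ the outcome $(a_j)$ has probability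
$$\frac1n\Big(m^{-N/2}\sum_i(-1)^{\sum_j(a_j)_i}\Big)^2=\frac1n\,m^{2-N}\Big(1-\frac{2|\sum_ja_j|}m\Big)^2 .$$
There are $m^{N-1}$ winning tuples: $a_1,\dots,a_{N-1}$ are free in their cosets, and $a_N=z+\sum_{j<N}a_j$ lies in $z+\sum_{j<N}u_j+H=u_N+H$. So ${\rm GHZ}_n$ wins with probability $\frac mn\mathbb E_z(1-\frac{2|z|}m)^2\ge\frac mn\varepsilon^2$, and $\tau^{\otimes k}$ wins with probability $q\ge F^k\frac mn\varepsilon^2$.

**Step 5: non-GMNL value.** We show it is at most $\beta$. Take a deterministic strategy that is a product across $M|\bar M$. Choose $j_0\in M$, $j_1\in\bar M$ and fix $u_j$ for $j\ne j_0,j_1$. Then $u_{j_0}$ is still uniform and independent of $z$, so $X=\sum_{j\in M}u_j$ is uniform, and $\sum_{j\in\bar M}u_j=X+z$. The inputs of $M$ depend only on the coset $X+H$. If its answers are valid, their sum lies in $X+H$. The same holds for $\bar M$ and $X+z+H$. Let $f(X)$ be the indicator that all of $M$'s answers are valid and sum to exactly $X$, and let $g(Y)$ be the analogous indicator for $\bar M$ with sum of inputs $Y$. Each is $1$ at most once per coset, so $\mathbb Ef,\mathbb Eg\le\frac1m$. The parties win iff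 for some $h\in H$, necessarily unique, the two sums are $X+h$ and $X+z+h$ with all answers valid. So the winning probability is
$$\mathbb E_{X,z}\sum_{h\in H}f(X+h)\,g(X+z+h)=m\,\mathbb E[fT_\varepsilon g]\le m\cdot m^{-\frac2{1+\varepsilon}}=\beta .$$
Averaging over the fixed $u_j$ and using (7), every non-GMNL behaviour wins with probability at most $\beta$.

**Step 6: compare.** It remains to choose $\varepsilon=2/\ln m$. As in Lemma 4, $q\ge\frac Fd\varepsilon^2m^{-\gamma}$ with $\gamma=\frac{\ln(1/F)}{\ln d}<1$. By (6), $\beta\le e^4/m$ and $mq\to\infty$, so $q>\beta$ for large $m$. $\square$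

Here a constant threshold suffices, in contrast with Section 3: every bipartition must produce two sums whose total is $z$, and there is no internal part of the game that a group could win for free.

## 8. A genuinely multipartite entangled example

A state is biseparable if it is a convex combination of states each of which is separable across some bipartition, and genuinely multipartite entangled otherwise. For $N\ge3$ the states $\rho_N$ are biseparable, because the term with flag $j$ is a product across $\{1,j\}$ and the rest. Genuine multipartite entanglement can be added without losing either property.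

**Corollary.** For every $N\ge3$ there is a genuinely multipartite entangled state that is fully local for all POVMs and many-copy GMNL.

*Proof.* Bowles, Francfort, Fillettaz, Hirsch and Brunner (PRL 116, 130401 (2016)) show that for every $N$ there is a genuinely multipartite entangled $\tau$ with a fully local model for all non-sequential local measurements. Let $0<\epsilon<1$ and
$$\rho'=(1-\epsilon)\,\rho_N\otimes[0]^{\otimes N}+\epsilon\,\tau\otimes[1]^{\otimes N},$$
with one extra flag per party and local spaces embedded in a common space.

**Step 1: full locality.** We condition on the extra flag. As in Lemma 5, the hidden variable contains the flag value, $0$ with probability $1-\epsilon$ and $1$ with probability $\epsilon$. Each party uses its induced POVM in the fully local model of $\rho_N$ or of $\tau$.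

**Step 2: genuine multipartite entanglement.** We recover $\tau$ locally. If $\rho'$ were biseparable, projecting every extra flag onto $[1]$, a local operation that keeps each term separable across its cut (or sends it to $0$), would make $\tau$ biseparable, a contradiction.

**Step 3: many-copy GMNL.** We run the protocol of Section 5 on enough copies of $\rho_N$. Fix $m$ as in Step 4 of Section 5. The parties read the extra flags of $K'$ copies. If at least $K$ of them are $0$, they run the protocol on the first $K$ such copies; otherwise they all output $\perp$ on every edge. Then (10) holds with $\pi_K$ replaced by $\pi_K\cdot\Pr[\ge K\text{ zeros}]$ and the same $q_e$. Choose $K$ with $\pi_K\ge\frac34$, then $K'$ with $\Pr[\ge K\text{ zeros}]\ge\frac34$, which is possible because $1-\epsilon>0$. The factor is at least $\frac9{16}>\frac12$, so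
$$w_E(P)\ge\tfrac9{16}\prod_{e\in E}q_e>\tfrac12\prod_{e\in E}q_e,$$
which exceeds the right side of (9). By Lemma 7 the behaviour is GMNL. $\square$
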